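# The modewise form minimizes the fermionic magic of Gaussian states over local Gaussian unitaries

Notation used throughout: $[m]=\{1,\dots,m\}$. $M_{S,T}$ is the submatrix of $M$ with rows in $S$ and columns in $T$, $M_S=M_{S,S}$, and $\det M_\emptyset=1$. $\bar M$ is the entrywise conjugate, $M^\dagger=\bar M^T$, and $\operatorname{Re}Y=\frac12(Y+Y^\dagger)$. Inequalities between Hermitian matrices are in the sense of quadratic forms. We write $\Omega=\begin{pmatrix}0&1\\-1&0\end{pmatrix}$ and $\sigma_x=\begin{pmatrix}0&1\\1&0\end{pmatrix}$.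

## 1. The weights $|\psi_R|^2$ of a half-dimensional subspace

Let $\Gamma$ be a real antisymmetric $2N\times2N$ matrix with $\Gamma^2=-1$. Then $i\Gamma$ is Hermitian, has square $1$ and trace $0$, so
$$P_{tot}=\tfrac12(1+i\Gamma)$$
is an orthogonal projection of rank $N$ in $\mathbb C^{2N}$, and $\overline{P_{tot}}=\frac12(1-i\Gamma)=1-P_{tot}$. Choose a $2N\times N$ isometry $V$ with $VV^\dagger=P_{tot}$. For $R\subset[2N]$ with $|R|=N$ put
$$\psi_R=\det V_{R,[N]} .$$
These are the Plücker coordinates of the range of $P_{tot}$. Replacing $V$ by $Vu$ with $u$ unitary multiplies all of them by the same phase, so the numbers $|\psi_R|^2$ depend only on $\Gamma$. By Cauchy–Binet, $\sum_R|\psi_R|^2=\det V^\dagger V=1$. So $\Gamma$ defines a probability distribution on the $N$-element subsets of $[2N]$, and the proof is about its collision probability $\sum_R|\psi_R|^4$.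

The range of $P_{tot}$ is also isotropic for the bilinear form $x^Ty$: we have $0=\overline{P_{tot}}P_{tot}=\bar V\,V^TV\,V^\dagger$, and multiplying by $V^T$ on the left and $V$ on the right gives, since $V^T\bar V=\overline{V^\dagger V}=1$,
$$V^TV=0.\tag{1}$$

*Example, $N=1$.* Here $\Gamma=g\,\Omega$ with $g=\pm1$, and $V=\frac1{\sqrt2}(1,-ig)^T$. Both weights are $\frac12$.

**Lemma 1.** For every $S\subset[2N]$, $\ \sum_R|\psi_R|^2(-1)^{|R\cap S|}=\det(-i\Gamma_S)$. Consequently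
$$2^{-N}\sum_{S\subset[2N]}(\det\Gamma_S)^2=2^N\sum_{|R|=N}|\psi_R|^4.\tag{2}$$

*Proof.* For a diagonal matrix $D=\mathrm{diag}(d_i)$, Cauchy–Binet gives $\sum_R|\psi_R|^2\prod_{i\in R}d_i=\det(V^\dagger DV)$. Take $d_i=-1$ on $S$ and $+1$ elsewhere, so $D=1-2D_S$ with $D_S$ the coordinate projection on $S$. Then
$$\det(V^\dagger DV)=\det(1-2V^\dagger D_SV)=\det(1-2D_SVV^\dagger D_S)=\det\big(1-2(P_{tot})_S\big)=\det(-i\Gamma_S).$$
So $S\mapsto\det(-i\Gamma_S)$ is the Fourier transform on $\mathbb Z_2^{2N}$ of the function $R\mapsto|\psi_R|^2$ (extended by $0$ to subsets of other sizes). For $|S|$ odd, $\det\Gamma_S=0$ by antisymmetry. For $|S|$ even, $\det(-i\Gamma_S)=\pm\det\Gamma_S$. Parseval gives $\sum_S(\det\Gamma_S)^2=4^N\sum_R|\psi_R|^4$. $\square$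

*Example, a pair.* Let $0\le\lambda\le1$, $\mu=\sqrt{1-\lambda^2}$, and
$$\Gamma^{(\lambda)}=-\begin{pmatrix}\lambda\Omega&\mu\sigma_x\\-\mu\sigma_x&\lambda\Omega\end{pmatrix}.\tag{3}$$
Since $\Omega\sigma_x=-\sigma_x\Omega$, its square is $-(\lambda^2+\mu^2)=-1$. The nonzero values of $\det(-i\Gamma_S)$ are: $1$ for $\emptyset$ and for $[4]$; $-\lambda^2$ for $\{1,2\}$ and $\{3,4\}$; $-\mu^2$ for $\{1,4\}$ and $\{2,3\}$. Inverting the Fourier transform, the weight of $\{1,2\}$ is $\frac1{16}(1-2\lambda^2+2\mu^2+1)=\frac{\mu^2}4$. In the same way $\{3,4\}$ has weight $\frac{\mu^2}4$, each of $\{1,4\},\{2,3\}$ has $\frac{\lambda^2}4$, and each of $\{1,3\},\{2,4\}$ has $\frac14$. They add up to $1$, and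
$$2^2\sum_R|\psi_R|^4=\tfrac12(1+\lambda^4+\mu^4)=1-\lambda^2+\lambda^4.\tag{4}$$

## 2. Stabilizer purity of Gaussian states and the minimization over local rotations

We now say what the weights are for. Take $N$ fermionic modes with Majorana operators $\gamma_1,\dots,\gamma_{2N}$: Hermitian, $\gamma_j^2=1$, mutually anticommuting. Under the Jordan–Wigner transformation each of the $4^N$ Pauli strings is, up to a phase, one monomial $\gamma_S=\prod_{j\in S}\gamma_j$, $S\subset[2N]$. For a pure state,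
$$\zeta_2(|\psi\rangle)=\frac1{2^N}\sum_{P\in\{I,X,Y,Z\}^{\otimes N}}\langle\psi|P|\psi\rangle^4,\qquad M_2(|\psi\rangle)=-\log_2\zeta_2(|\psi\rangle)$$
are the **stabilizer purity** and the **stabilizer Rényi-2 entropy**.

For a pure fermionic Gaussian state $|\Psi\rangle$ the covariance matrix $\Gamma_{jk}=\frac i2\langle\Psi|[\gamma_j,\gamma_k]|\Psi\rangle$ is real antisymmetric with $\Gamma^2=-1$, and Wick's theorem says $|\langle\gamma_S\rangle|=|\mathrm{Pf}\,\Gamma_S|$. Hence $\langle P\rangle^4=(\det\Gamma_S)^2$, and Lemma 1 reads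
$$\zeta_2(|\Psi\rangle)=2^{-N}\sum_S(\det\Gamma_S)^2=2^N\sum_{|R|=N}|\psi_R|^4.\tag{5}$$

*Example.* For $\cos\theta|00\rangle+\sin\theta|11\rangle$ with $\gamma_1=X\otimes I$, $\gamma_2=Y\otimes I$, $\gamma_3=Z\otimes X$, $\gamma_4=Z\otimes Y$, the nonzero Pauli expectations are $\langle II\rangle=\langle ZZ\rangle=1$, $\langle ZI\rangle=\langle IZ\rangle=\cos2\theta$, $\langle XX\rangle=-\langle YY\rangle=\sin2\theta$. So $\Gamma_{12}=i\langle XY\otimes I\rangle=-\langle ZI\rangle=-\cos 2\theta$, $\Gamma_{34}=-\langle IZ\rangle=-\cos2\theta$, $\Gamma_{14}=\langle YY\rangle=-\sin2\theta$, $\Gamma_{23}=-\langle XX\rangle=-\sin2\theta$, $\Gamma_{13}=\Gamma_{24}=0$. This is (3) with $\lambda=\cos2\theta$, $\theta\in[0,\frac\pi4]$, and $\frac14\sum\langle P\rangle^4=\frac14(2+2\lambda^4+2\mu^4)$ agrees with (4).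

Split the modes into $A$ with $\ell$ modes (Majoranas $\gamma_1,\dots,\gamma_{2\ell}$) and $B$ with $N-\ell\ge\ell$ modes. Let $\Gamma_A$ be the restriction of $\Gamma$ to $A$. The eigenvalues of $i\Gamma_A$ are $\pm\lambda_m$, $m=1,\dots,\ell$, with $\lambda_m\in[0,1]$. A **local Gaussian unitary** $U_A\otimes U_B$ is generated by quadratic Hamiltonians within $A$ and within $B$. It acts on Majoranas as $O_A\oplus O_B$ with $O_A\in SO(2\ell)$, $O_B\in SO(2(N-\ell))$, and every such pair occurs. It maps $\Gamma$ to $(O_A\oplus O_B)\Gamma(O_A\oplus O_B)^T$, so the $\lambda_m$ do not change. The **fermionic non-local magic** is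
$$M_2^{\mathrm{FNL}}(|\Psi\rangle)=\min_{U_A\otimes U_B}M_2\big((U_A\otimes U_B)|\Psi\rangle\big).$$

One candidate for the minimum is obtained by bringing $\Gamma$ to block form.

**Normal form.** There are orthogonal $O_A,O_B$ such that $(O_A\oplus O_B)\Gamma(O_A\oplus O_B)^T=\Gamma_{\rm can}(\lambda)$, where $\Gamma_{\rm can}(\lambda)$ is the direct sum of the blocks $\Gamma^{(\lambda_m)}$ of (3), $m=1,\dots,\ell$, each using two Majoranas of $A$ and two of $B$, and of $N-2\ell$ blocks $-\Omega$ on the rest of $B$.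

*Proof.* Write $\Gamma=\begin{pmatrix}X&C\\-C^T&Z\end{pmatrix}$ with $X=\Gamma_A$. Then $\Gamma^2=-1$ means
$$CC^T=1+X^2,\qquad XC+CZ=0,\qquad C^TC=1+Z^2.\tag{6}$$
Rotate $A$ so that $X=\bigoplus_m(-\lambda_m\Omega)$. Then $CC^T=\bigoplus_m\mu_m^2 1_2$ with $\mu_m^2=1-\lambda_m^2$: the rows of $C$ are orthogonal, of length $\mu_m$ in the $m$-th pair. As $2\ell\le2(N-\ell)$, we can rotate $B$ so that the $m$-th pair of rows of $C$ is $-\mu_m\sigma_x$ in the $m$-th pair of columns and $0$ elsewhere. If $\mu_m\ne0$, the $m$-th pair of rows of $XC+CZ=0$ says that the $m$-th pair of rows of $Z$ is $\lambda_m\sigma_x\Omega\sigma_x=-\lambda_m\Omega$ in the $m$-th pair of columns and $0$ elsewhere. By antisymmetry the remaining part of $Z$ (pairs with $\mu_m=0$ and extra modes) decouples; there $C$ vanishes, so that part has square $-1$ and can be rotated to a direct sum of blocks $-\Omega$. $\square$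

If $O_A$ or $O_B$ has determinant $-1$, compose it with the sign flip of one Majorana. Then $\Gamma_{\rm can}$ is replaced by $F\Gamma_{\rm can}F$ with $F$ a diagonal sign matrix, and no principal minor changes. So the orbit under *proper* local rotations always contains a state, denoted $|\Psi_{\rm can}\rangle$, with the same $\zeta_2$ as $\Gamma_{\rm can}(\lambda)$. (On a pair, flipping $\gamma_4$ is conjugation by $I\otimes X$; it turns $\cos\theta|00\rangle+\sin\theta|11\rangle$ into $\cos\theta|01\rangle+\sin\theta|10\rangle$.) The sum $\sum_S(\det\Gamma_S)^2$ factorizes over direct sums, a block $-\Omega$ contributes $\frac12(1+1)=1$ to $\zeta_2$, and a pair contributes (4). Hence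
$$\zeta_2(|\Psi_{\rm can}\rangle)=\prod_{m=1}^\ell(1-\lambda_m^2+\lambda_m^4).$$

Iannotti, Magni, Cioli, Hamma and Turkeshi, "Non-Local Magic Resources for Fermionic Gaussian States", arXiv:2604.27049 (2026), is the source of the following problem. For $\ell\le3$ it has been proven that this form is optimal. Prove or disprove that for every $\ell$
$$M_2^{\mathrm{FNL}}(|\Psi\rangle)=\sum_{m=1}^{\ell}\big[-\log_2(1-\lambda_m^2+\lambda_m^4)\big].\tag{$\ast$}$$

The answer is that it is true: for every $\ell$, every $N\ge2\ell$ and every pure fermionic Gaussian state, the canonical form attains the global minimum and $(\ast)$ holds. We prove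

**Theorem 2.** Let $|\Psi\rangle$ be a pure fermionic Gaussian state of $N\ge2\ell$ modes and $\lambda_1,\dots,\lambda_\ell$ the numbers attached to $\Gamma_A$. Then
$$\zeta_2(|\Psi\rangle)\le\prod_{m=1}^{\ell}(1-\lambda_m^2+\lambda_m^4).\tag{7}$$

Theorem 2 implies $(\ast)$: the $\lambda_m$ are constant on the local orbit, so (7) bounds $\zeta_2$ on the whole orbit, and $|\Psi_{\rm can}\rangle$ lies on the orbit and attains equality.

**The smallest case by hand.** Let $\ell=1$, $N=2$. Then $\sum_S(\det\Gamma_S)^2=2+\sum_{i<j}\Gamma_{ij}^4$, because $\det\Gamma=1$. Here $|\Gamma_{12}|=\lambda$, and by (6) $|\Gamma_{34}|=\lambda$ and $C$ is $\mu$ times a $2\times2$ orthogonal matrix, with entries $\pm\mu\cos\varphi,\pm\mu\sin\varphi$, each twice. So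
$$\zeta_2=\tfrac14\big[2+2\lambda^4+2\mu^4(\cos^4\varphi+\sin^4\varphi)\big]\le\tfrac14(2+2\lambda^4+2\mu^4)=1-\lambda^2+\lambda^4 .$$
The only freedom is one angle, and the best choice aligns $C$ with the axes. For larger $\ell$ there are many minors and no such parametrization, and we turn to the weights $|\psi_R|^2$.

**Reduction to $\lambda_m<1$.** Write $\Gamma=O^T\Gamma_{\rm can}(\lambda)O$ with $O=O_A\oplus O_B$. With $O$ fixed and $\lambda$ varying in $[0,1]^\ell$, this is always real antisymmetric with square $-1$, and both sides of (7) are continuous in $\lambda$ (the left side as $2^{-N}\sum_S(\det\Gamma_S)^2$). So it suffices to prove (7) when all $\lambda_m<1$. Only the properties of $\Gamma$ will be used.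

## 3. A bound for the fourth powers of Plücker coordinates

For a $k$-dimensional subspace $W\subset\mathbb C^m$ with orthonormal basis matrix $U$ ($m\times k$, $U^\dagger U=1$) put
$$S_W=U^TU,\qquad D(W)=\det(1+S_W^\dagger S_W),\qquad\psi_R=\det U_{R,[k]}.$$
If $U$ is replaced by $Ug$, $g$ unitary, then $S_W$ becomes $g^TS_Wg$ and $S_W^\dagger S_W$ becomes $g^\dagger S_W^\dagger S_Wg$, so $D(W)$ depends only on $W$. It is also unchanged under $U\mapsto OU$ with $O$ real orthogonal. It measures how far $W$ is from isotropic: $D=1$ if $x^Ty=0$ on $W$, and $D=2^k$ if $W$ has a real orthonormal basis.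

**Proposition 3.** $\displaystyle\sum_{|R|=k}|\psi_R|^4\le2^{-k}D(W).$

*The case $k=1$ by hand.* For a unit vector $u$ put $z_i=u_i^2$, so $\sum|z_i|=1$. Then
$$1+|u^Tu|^2=\Big(\sum_i|z_i|\Big)^2+\Big|\sum_iz_i\Big|^2=2\sum_i|z_i|^2+2\sum_{i<j}\big(|z_iz_j|+\operatorname{Re}z_i\bar z_j\big)\ge2\sum_i|u_i|^4.$$

**First use, and where it stops.** It is tempting to apply Proposition 3 to the range of $P_{tot}$ itself, with $m=2N$, $k=N$. By (1), $S_W=V^TV=0$, so $D(W)=1$ and (5) gives $\zeta_2\le2^N2^{-N}=1$, which is trivial. The reason is exact: $D(W)$ is invariant under all of $O(2N)$, every $\Gamma$ is carried by $O(2N)$ to $\bigoplus\Omega$, and that matrix has $\zeta_2=1$. A bound that knows about the cut must leave $A$ alone and use invariance only under rotations of $B$. So in Section 4 we will fix $R\cap A$ and apply the proposition to the $B$ part.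

*Proof of Proposition 3.* Induction on $m$; the cases $k=0$ and $m=0$ read $1\le1$. Let $e$ be the last basis vector of $\mathbb C^m$, $\Pi$ the projection on $W$, $p=\|\Pi e\|^2$, $q=1-p$.

**Step 1. The extreme cases, where the last coordinate splits off.** If $p=0$, then $W\subset\mathbb C^{m-1}$ and the claim is the induction hypothesis. If $p=1$, then $e\in W$ and $W=\mathbb Ce\oplus W_1$ with $W_1\subset\mathbb C^{m-1}$. As $e^Te=1$ and $e^Tv=0$ on $W_1$, $S_W=1\oplus S_{W_1}$ and $D(W)=2D(W_1)$. The sums of $|\psi_R|^4$ for $W$ and $W_1$ agree, so the claim follows from $2^{-(k-1)}D(W_1)=2^{-k}D(W)$.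

**Step 2. Peel off the last coordinate when $0<p<1$.** Let $u=\Pi e/\sqrt p$, a unit vector. Since $\langle e,\Pi e\rangle=p$, we have $u=\sqrt p\,e+\sqrt q\,w$ with $w\perp e$, $\|w\|=1$. Let $W_1=W\cap e^\perp$. For $v\in W$, $\langle e,v\rangle=\langle\Pi e,v\rangle$, so $W_1$ is the orthogonal complement of $u$ in $W$, of dimension $k-1$. Also $w\perp W_1$, since $u\perp W_1$ and $e\perp W_1$. Put $W_0=\mathbb Cw\oplus W_1$. Both $W_0$ and $W_1$ lie in $\mathbb C^{m-1}$. Use the basis of $W$ made of $u$ and a basis of $W_1$: the last row of $U$ is $(\sqrt p,0,\dots,0)$, and the other rows of the first column are $\sqrt q\,w$. Hence $|\psi_R|=\sqrt p\,|\psi^{W_1}_{R\setminus\{m\}}|$ if $m\in R$, and $|\psi_R|=\sqrt q\,|\psi^{W_0}_R|$ otherwise. By induction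
$$\sum_R|\psi_R|^4\le p^22^{-(k-1)}D(W_1)+q^22^{-k}D(W_0)=2^{-k}\big(2p^2D(W_1)+q^2D(W_0)\big).$$
It remains to show $2p^2D(W_1)+q^2D(W_0)\le D(W)$.

**Step 3. A formula for $D$ of a bordered matrix.** Takagi's factorization says that for a complex symmetric matrix $S$ there is a unitary $g$ with $g^TSg$ diagonal and nonnegative (for $S=(i)$, $g=e^{-i\pi/4}$). So choose the orthonormal basis $(v_i)$ of $W_1$ with $S_{W_1}=\mathrm{diag}(t_i)$, $t_i\ge0$. Since $S_{W_1}=U_1^TU_1$ is a product of contractions, $t_i\le1$. For a symmetric matrix $S=\begin{pmatrix}x&y^T\\y&\mathrm{diag}(t)\end{pmatrix}$ we have $S^\dagger=\bar S$ and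
$$\det(1+S^\dagger S)=\det\begin{pmatrix}1&-\bar S\\S&1\end{pmatrix}.$$
Reorder rows and columns so that index $i$ of the first half stands next to index $i$ of the second half. The $2\times2$ diagonal blocks are $M_i=\begin{pmatrix}1&-t_i\\t_i&1\end{pmatrix}$, the border block is $\begin{pmatrix}1&-\bar x\\x&1\end{pmatrix}$, and both couplings between border and $i$ are $C_i=\begin{pmatrix}0&-\bar y_i\\y_i&0\end{pmatrix}$. There are no other nonzero blocks. With $M_i^{-1}=\frac1{1+t_i^2}\begin{pmatrix}1&t_i\\-t_i&1\end{pmatrix}$,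
$$M_i^{-1}C_i=\frac1{1+t_i^2}\begin{pmatrix}t_iy_i&-\bar y_i\\y_i&t_i\bar y_i\end{pmatrix},\qquad C_iM_i^{-1}C_i=\frac1{1+t_i^2}\begin{pmatrix}-|y_i|^2&-t_i\bar y_i^2\\t_iy_i^2&-|y_i|^2\end{pmatrix}.$$
With $\kappa=\sum_i\frac{|y_i|^2}{1+t_i^2}$ and $\sigma=\sum_i\frac{t_iy_i^2}{1+t_i^2}$ the Schur complement of the border is $\begin{pmatrix}1+\kappa&-(\bar x-\bar\sigma)\\x-\sigma&1+\kappa\end{pmatrix}$, so
$$\det(1+S^\dagger S)=\prod_i(1+t_i^2)\,\big[(1+\kappa)^2+|x-\sigma|^2\big].\tag{8}$$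

**Step 4. Compare $D(W)$, $D(W_0)$, $D(W_1)$.** Let $\omega=w^Tw$, $b_i=w^Tv_i$, and let $\kappa_0,\sigma_0$ be $\kappa,\sigma$ for $y=b$. For $W_0$: $x=\omega$, $y=b$. For $W$: since $e$ is real and $w,v_i\in\mathbb C^{m-1}$, $u^Tu=p+q\omega$ and $u^Tv_i=\sqrt q\,b_i$; hence $x=p+q\omega$, $\kappa=q\kappa_0$, $\sigma=q\sigma_0$. Put $\xi=\omega-\sigma_0$ and $D_1=D(W_1)=\prod(1+t_i^2)$. By (8),
$$D(W)-q^2D(W_0)-2p^2D_1=D_1\big[(1+q\kappa_0)^2+|p+q\xi|^2-q^2(1+\kappa_0)^2-q^2|\xi|^2-2p^2\big].$$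
In the bracket, $(1+q\kappa_0)^2-q^2(1+\kappa_0)^2=1-q^2+2pq\kappa_0$ and $|p+q\xi|^2-q^2|\xi|^2=p^2+2pq\operatorname{Re}\xi$. Since $1-q^2-p^2=2pq$, the bracket equals $2pq(1+\kappa_0+\operatorname{Re}\xi)$. Finally $|\omega|\le1$, and $|\sigma_0|\le\sum_i\frac{t_i|b_i|^2}{1+t_i^2}\le\kappa_0$ because $t_i\le1$. So $\operatorname{Re}\xi\ge-1-\kappa_0$ and the bracket is $\ge0$. $\square$

**The same bound for a basis that is not orthonormal.** Let $Y$ be $m\times k$ of full column rank, $G=Y^\dagger Y$, $\Sigma=Y^TY$. Write $Y=Ug$ with $U$ an isometry and $g$ invertible. Then $|\det Y_R|^4=|\det g|^4|\psi_R|^4$, $G=g^\dagger g$, $\bar G=g^T\bar g$, $|\det g|^4=\det G\det\bar G$, and $S=U^TU=g^{-T}\Sigma g^{-1}$. The matrix $S^\dagger S=(g^\dagger)^{-1}\Sigma^\dagger(g^T\bar g)^{-1}\Sigma g^{-1}$ is similar to $G^{-1}\Sigma^\dagger\bar G^{-1}\Sigma$. So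
$$\sum_R|\det Y_R|^4\le2^{-k}\det G\,\det\bar G\,\det\big(1+G^{-1}\Sigma^\dagger\bar G^{-1}\Sigma\big).\tag{9}$$

## 4. Summing over $B$ with the $A$ part of $R$ held fixed

Let $n=2\ell\le N$, $X=\Gamma_A$, and assume all $\lambda_m<1$. Put
$$P=\tfrac12(1+iX)=(P_{tot})_A>0,\qquad\bar P=1-P,\qquad Q=P\bar P^{-1}=\frac{1+iX}{1-iX}>0 .$$
Then $\bar Q=Q^{-1}$. The eigenvalues of $Q$ are $e^{\pm x_m}$ with $e^{x_m}=\frac{1+\lambda_m}{1-\lambda_m}$, so $\det Q=1$ and $\cosh x_m=\frac{1+\lambda_m^2}{1-\lambda_m^2}$.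

*Example, $\ell=1$, $X=\lambda\Omega$.* Here $(1-iX)(1+iX)=1-\lambda^2$ and $(1+iX)^2=1+\lambda^2+2i\lambda\Omega$, so $Q=\begin{pmatrix}\cosh x&i\sinh x\\-i\sinh x&\cosh x\end{pmatrix}$.

**Lemma 4.** With $\mathcal Z=\sum_{R\subset[n]}2^{-|R|}\det(1+Q_R\bar Q_R)$,
$$\zeta_2\le2^n(\det P)^2\,\mathcal Z,\qquad2^n(\det P)^2=\prod_m\frac{(1-\lambda_m^2)^2}4.\tag{10}$$

*Proof.* **Step 1. Put $V_A$ in a simple form.** Write $V=\binom{V_A}{V_B}$. Then $V_AV_A^\dagger=P$, so the $n$ rows of $P^{-1/2}V_A$ are orthonormal. Complete them to an $N\times N$ unitary $u$ (this uses $n\le N$). Then $V_A=[P^{1/2},0]\,u$; replacing $V$ by $Vu^\dagger$ we may assume $V_A=[P^{1/2},0]$. From $V^\dagger V=1$ and (1),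
$$V_B^\dagger V_B=1-V_A^\dagger V_A=(1-P)\oplus1,\qquad V_B^TV_B=-V_A^TV_A=-(\bar P^{1/2}P^{1/2})\oplus0,$$
where $(P^{1/2})^T=\overline{P^{1/2}}=\bar P^{1/2}$.

**Step 2. Factor $\psi_{R\cup R_B}$ for fixed $R\subset[n]$.** Let $|R|=k$, $R'=[n]\setminus R$, and $R_B\subset B$ with $|R_B|=N-k$. The rows $R$ of $V_A$ form a $k\times N$ matrix $V_R$ with $V_RV_R^\dagger=P_R>0$, so its kernel has dimension $N-k$. Let $g_2$ be an $N\times(N-k)$ isometry onto this kernel and $g_1$ an isometry onto its orthogonal complement, so that $[g_1,g_2]$ is unitary. In $V[g_1,g_2]$ the rows $R$ are $[V_Rg_1,0]$. So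
$$|\psi_{R\cup R_B}|=|\det V_Rg_1|\,|\det(V_Bg_2)_{R_B}|=(\det P_R)^{1/2}|\det(V_Bg_2)_{R_B}|,$$
since $|\det V_Rg_1|^2=\det V_Rg_1g_1^\dagger V_R^\dagger=\det V_RV_R^\dagger$.

**Step 3. Describe the kernel.** A vector $(x',x'')\in\mathbb C^n\oplus\mathbb C^{N-n}$ is in the kernel iff $P^{1/2}x'$ is supported on $R'$, that is, $x'=P^{-1/2}\iota y$ with $\iota:\mathbb C^{R'}\to\mathbb C^n$ the inclusion. So we can take $g_2=(P^{-1/2}\iota h)\oplus1$ with $h$ invertible and $h^\dagger(P^{-1})_{R'}h=1$. Jacobi's identity for complementary minors gives $|\det h|^{-2}=\det(P^{-1})_{R'}=\det P_R/\det P$. With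
$$\tilde Y=V_B\big[(P^{-1/2}\iota)\oplus1\big]\quad\text{we have}\quad|\det(V_Bg_2)_{R_B}|=|\det h|\,|\det\tilde Y_{R_B}|.$$

**Step 4. Compute the two Gram matrices and apply (9).** By Step 1, and since $P^{-1}-1=\bar PP^{-1}=\bar Q$,
$$G=\tilde Y^\dagger\tilde Y=(P^{-1}-1)_{R'}\oplus1=\bar Q_{R'}\oplus1,\qquad\Sigma=\tilde Y^T\tilde Y=-\iota^T\bar P^{-1/2}\bar P^{1/2}P^{1/2}P^{-1/2}\iota\oplus0=(-1_{R'})\oplus0.$$
In particular $\tilde Y$ has full column rank. The determinants in (9) multiply to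
$$\det\bar Q_{R'}\det Q_{R'}\det\big(1+\bar Q_{R'}^{-1}Q_{R'}^{-1}\big)=\det\big(1+Q_{R'}\bar Q_{R'}\big).$$
So (9), with $N-k$ in place of $k$, gives
$$\sum_{R_B}|\psi_{R\cup R_B}|^4\le(\det P_R)^2\Big(\frac{\det P}{\det P_R}\Big)^22^{-(N-k)}\det(1+Q_{R'}\bar Q_{R'})=(\det P)^2\,2^{k-N}\det(1+Q_{R'}\bar Q_{R'}).$$

**Step 5. Sum over $R$.** By (5), $\zeta_2\le(\det P)^2\sum_R2^{n-|R'|}\det(1+Q_{R'}\bar Q_{R'})$, which is (10) after renaming $R'$ as $R$. The eigenvalues of $P$ are $\frac{1\pm\lambda_m}2$, so $(\det P)^2=\prod_m(1-\lambda_m^2)^2/16$, and $2^n=4^\ell$. $\square$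

*Check for $\ell=1$.* With $c=\cosh x$: $R=\emptyset$ gives $1$, each singleton gives $\frac12(1+c^2)$, and $R=[2]$ gives $\frac14\det 2=1$. So $\mathcal Z=3+c^2$, and (10) is $\frac{(1-\lambda^2)^2}4(3+c^2)=\frac14[3(1-\lambda^2)^2+(1+\lambda^2)^2]=1-\lambda^2+\lambda^4$. Nothing has been lost. The goal for general $\ell$ is therefore
$$\mathcal Z\le\prod_m(3+\cosh^2x_m).\tag{11}$$

## 5. Resummation into squares of principal minors

The right side of (11) depends only on the spectrum of $Q$, while $\mathcal Z$ involves products of two different compressions. This section rewrites $\mathcal Z$ with one principal minor at a time. Let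
$$\alpha=\tfrac12\big(1+\tfrac1{\sqrt2}\big),\quad\beta=\tfrac12\big(1-\tfrac1{\sqrt2}\big),\qquad\alpha+\beta=1,\quad\alpha-\beta=\tfrac1{\sqrt2},\quad\alpha^2+\beta^2=\tfrac34,\quad2\alpha\beta=\tfrac14 .$$

**Lemma 5.** $\displaystyle\mathcal Z=2^n\sum_{I\subset[n]}\alpha^{n-|I|}\beta^{|I|}(\det Q_I)^2.$

*Proof.* **Step 1. Write each term as one $n\times n$ determinant.** Let $D_R$ be the coordinate projection on $R$ and $\epsilon=1-2D_R$. Since $Q\bar Q=1$ and $\det\bar Q=1$,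
$$\det(1+Q_R\bar Q_R)=\det(1+D_RQD_R\bar Q)=\det\big((Q+D_RQD_R)\bar Q\big)=\det(Q+D_RQD_R).$$

**Step 2. Absorb the factor $2^{-|R|}$.** In $Q+D_RQD_R$ the block on $R$ is doubled. Multiply the rows and columns in $R$ by $2^{-1/2}$: this multiplies the determinant by $2^{-|R|}$, returns the $R$ block to $Q_R$, and multiplies the blocks between $R$ and its complement by $2^{-1/2}$. The result is $\alpha Q+\beta\epsilon Q\epsilon$, because $\alpha+\beta=1$ on diagonal blocks and $\alpha-\beta=2^{-1/2}$ off them. As $Q^{-1}=\bar Q$ and $\det Q=1$,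
$$2^{-|R|}\det(1+Q_R\bar Q_R)=\det(\alpha Q+\beta\epsilon Q\epsilon)=\det(\alpha+\beta\,\epsilon Q\epsilon\bar Q).$$

**Step 3. Expand and average over signs.** Use $\det(\alpha+\beta M)=\sum_I\alpha^{n-|I|}\beta^{|I|}\det M_I$ and Cauchy–Binet for $M=(\epsilon Q\epsilon)\bar Q$. With $\epsilon_I=(-1)^{|I\cap R|}$,
$$2^{-|R|}\det(1+Q_R\bar Q_R)=\sum_{|I|=|I'|}\alpha^{n-|I|}\beta^{|I|}\,\epsilon_I\epsilon_{I'}\det Q_{I,I'}\det\bar Q_{I',I}.$$
Summing over $R$, $\sum_R\epsilon_I\epsilon_{I'}=2^n\delta_{II'}$. Finally $\det\bar Q_I=\overline{\det Q_I}=\det Q_I>0$. $\square$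

## 6. Which positive matrix dominates the squared minors

If some positive $N$ satisfied $(\det Q_I)^2\le\det N_I$ for all $I$, then Lemma 5 and $\sum_I\alpha^{n-|I|}\beta^{|I|}\det N_I=\det(\alpha+\beta N)$ would bound $\mathcal Z$ by a spectral quantity.

**The obvious choice, and its cost.** By Cauchy–Binet $(\det Q_I)^2\le\sum_{I'}|\det Q_{I,I'}|^2=\det(Q^2)_I$, so $N=Q^2$ works. It gives
$$\mathcal Z\le2^n\prod_m(\alpha^2+\beta^2+2\alpha\beta\cosh2x_m)=\prod_m(3+\cosh2x_m)=\prod_m(2+2\cosh^2x_m),$$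
and with (10) the bound $\zeta_2\le\prod_m\frac12\big[(1-\lambda_m^2)^2+(1+\lambda_m^2)^2\big]=\prod_m(1+\lambda_m^4)$, which is worse than $\zeta_2\le1$. The loss is already visible at $\ell=1$, where $(\det Q_{\{1\}})^2=\cosh^2x$ but $(Q^2)_{11}=\cosh2x=2\cosh^2x-1$.

**The choice forced by $\ell=1$.** Write $Q=e^h$ with $h$ Hermitian. From $\bar Q=Q^{-1}$ we get $\bar h=-h$. Look for $N=e^{\vartheta(h)}$ with $\vartheta$ odd. At $\ell=1$, $(\det Q_{\{1\}})^2=\cosh^2x$ and $N_{11}=\cosh\vartheta(x)$, so equality at $\ell=1$ requires $\cosh\vartheta(x)=\cosh^2x$. Let $\vartheta$ be the odd increasing function with this property, and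
$$N_h=e^{\vartheta(h)} .$$
Since $\vartheta$ is real and odd, $\bar N_h=e^{\vartheta(\bar h)}=N_h^{-1}$. The eigenvalues of $N_h$ are $e^{\pm\theta_m}$ with $\cosh\theta_m=\cosh^2x_m$.

**Proposition 6.** $(\det Q_I)^2\le\det(N_h)_I$ for every $I\subset[n]$.

*The case $|I|=1$ by hand.* If $f$ is real and odd, $f(h)$ is Hermitian with $\overline{f(h)}=-f(h)$, so its diagonal vanishes. Hence $Q_{ii}=(\cosh h)_{ii}$ and $(N_h)_{ii}=(\cosh\vartheta(h))_{ii}=(\cosh^2h)_{ii}\ge\big((\cosh h)_{ii}\big)^2$ by Cauchy–Schwarz.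

*Where this argument stops.* For $I=\{1,2\}$ let $ir=(\sinh h)_{12}$ and $ir_\vartheta=(\sinh\vartheta(h))_{12}$, with $r,r_\vartheta$ real. The even parts are real symmetric, so
$$\det Q_I=\det(\cosh h)_I-r^2,\qquad\det(N_h)_I=\det(\cosh^2h)_I-r_\vartheta^2 .$$
The even parts still compare in the right direction, since $(\cosh^2h)_I\ge\big((\cosh h)_I\big)^2$. But $r_\vartheta^2$ is subtracted on the side that should be large, and the comparison of even parts gives no control of it.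

The way past this is to pass from hyperbolic to trigonometric functions. There, minors of $e^h$ become compressions $c+is$ with $c>0$, and $|\det(c+is)|$ increases with $c$. In addition the trigonometric analog of $N_h$ turns out to be a *square*. We first prove the inequality in that setting (Sections 7 and 8) and then translate (Section 9).

## 7. Determinants of matrices with positive real part

All matrices are square. Recall that $M_1\ge M_2>0$ implies $\det M_1\ge\det M_2$.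

* **(F1)** If $\operatorname{Re}Y>0$, then $|\det Y|\ge\det\operatorname{Re}Y$ (Ostrowski–Taussky). For $Y=E+iF$ with $E>0$, $F$ Hermitian, $|\det Y|=\det E\,|\det(1+iE^{-1/2}FE^{-1/2})|=\det E\prod_j|1+if_j|$ with $f_j$ real.
* **(F2)** If $Y_1,Y_2>0$, then $\det\frac12(Y_1+Y_2)\ge(\det Y_1\det Y_2)^{1/2}$. Divide by $\det Y_1$; with $y_j>0$ the eigenvalues of $Y_1^{-1/2}Y_2Y_1^{-1/2}$ this is $\prod\frac{1+y_j}2\ge\prod\sqrt{y_j}$.
* **(F3)** If $d>0$ and $s$ is Hermitian, then $|\det(d\pm is)|^2\le\det(d^2+s^2)$. The matrices $(d-is)(d+is)$ and $(d+is)(d-is)$ are positive because $d\pm is$ is invertible by (F1). Their average is $d^2+s^2$, and each has determinant $|\det(d+is)|^2$. Apply (F2).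
* **(F4)** If $0<c\le d$ and $s$ is Hermitian, then $|\det(c+is)|\le|\det(d+is)|$. Indeed $\frac{\det(d+is)}{\det(c+is)}=\det\big(1+(c+is)^{-1}(d-c)\big)=\det(1+Y)$ with $Y=(d-c)^{1/2}(c+is)^{-1}(d-c)^{1/2}$. Since $\operatorname{Re}Z^{-1}=Z^{-1}(\operatorname{Re}Z)(Z^{-1})^\dagger$, we have $\operatorname{Re}Y\ge0$, so $\operatorname{Re}(1+Y)\ge1$ and (F1) gives $|\det(1+Y)|\ge1$.

## 8. The inequality for compressed unitaries

**Proposition 7.** Let $\mathcal P$ be Hermitian on a finite-dimensional space $\mathcal H$ with spectrum in $(-\frac\pi2,\frac\pi2)$; let $C=\cos\mathcal P>0$, $S=\sin\mathcal P$, $\eta=\sqrt{1+C^2}$, and let $J:\mathbb C^k\to\mathcal H$ be an isometry. Put $T=J^\dagger(C+iS)J$ and $T'=J^\dagger(C^2+iS\eta)J$. Then $|\det T'|\ge|\det T|^2$.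

Note that $C^2+iS\eta$ is unitary: $C^4+S^2(1+C^2)=C^4+1-C^4=1$. If $J$ is unitary, both sides equal $1$. The structure that makes the proof work is
$$\eta^2+S^2=2,\qquad(\eta+iS)^2=\eta^2-S^2+2iS\eta=2(C^2+iS\eta),\tag{12}$$
so $T'$ is the compression of the square of the unitary $(\eta+iS)/\sqrt2$.

*Proof.* Let $c=J^\dagger CJ>0$, $s=J^\dagger SJ$, $a=J^\dagger\eta J$. As $\eta>1$, also $a>1$. Put $q=a^2+s^2>1$. The plan is to insert $\det(q-1)$ between the two sides.

**Step 1. Lower bound: $|\det T'|\ge\det(q-1)$.** We find a congruence-like transform of $T'$ with a computable real part. Put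
$$A_+=(\eta+iS)J(a-is),\qquad A_-=(\eta-iS)J(a+is).$$
By (12), $A_-^\dagger A_+=(a-is)J^\dagger(\eta+iS)^2J(a-is)=2(a-is)T'(a-is)$. Next, $A_++A_-=2Z$ with $Z=\eta Ja+SJs$, because the terms $\mp i\eta Js$ and $\pm iSJa$ cancel and $iS J(-is)$ and $-iSJ(is)$ each give $SJs$. Since $(\eta-iS)(\eta+iS)=2$ and $J^\dagger J=1$,
$$A_+^\dagger A_++A_-^\dagger A_-=2(a+is)(a-is)+2(a-is)(a+is)=4(a^2+s^2)=4q .$$
Therefore
$$\operatorname{Re}\big[(a-is)T'(a-is)\big]=\tfrac12\operatorname{Re}A_-^\dagger A_+=\tfrac14\big[(A_++A_-)^\dagger(A_++A_-)-A_+^\dagger A_+-A_-^\dagger A_-\big]=Z^\dagger Z-q .$$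
Since $JJ^\dagger\le1$, $Z^\dagger Z\ge(J^\dagger Z)^\dagger(J^\dagger Z)$, and $J^\dagger Z=J^\dagger\eta J\,a+J^\dagger SJ\,s=a^2+s^2=q$. So the real part is at least $q^2-q>0$. By (F1) and monotonicity of $\det$,
$$|\det(a-is)|^2\,|\det T'|\ge\det(q^2-q)=\det q\,\det(q-1).$$
By (F3), $|\det(a-is)|^2\le\det(a^2+s^2)=\det q$. Dividing gives the claim.

**Step 2. The operator bound $c\le d:=\sqrt{a^2-1}$.** This compares the compression of $C$ with that of $\eta=\sqrt{1+C^2}$. Since $C$ and $\eta$ commute, $(\eta+1)(\eta-1)=C^2$ and $\eta>1$, we have $\begin{pmatrix}\eta+1&C\\C&\eta-1\end{pmatrix}\ge0$ (on each joint eigenvector it is a $2\times2$ matrix with positive trace and zero determinant). Compressing with $J\oplus J$ gives $\begin{pmatrix}a+1&c\\c&a-1\end{pmatrix}\ge0$. Conjugating with $(a+1)^{-1/2}\oplus(a-1)^{-1/2}$ shows that $c=(a+1)^{1/2}K_0(a-1)^{1/2}$ with $\|K_0\|\le1$. Put $D_0=d^{-1/2}(a+1)^{1/2}$. All functions of $a$ commute and $(a-1)^{1/2}=d(a+1)^{-1/2}$,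 so $(a-1)^{1/2}d^{-1/2}=d^{1/2}(a+1)^{-1/2}=D_0^{-1}$, and
$$d^{-1/2}c\,d^{-1/2}=D_0K_0D_0^{-1}.$$
The left side is Hermitian and has the spectrum of $K_0$, which lies in the unit disc. So its eigenvalues are $\le1$, that is, $c\le d$.

**Step 3. Upper bound for $|\det T|^2$ and conclusion.** $T=c+is$. By (F4) with Step 2, by (F3), and by Step 1,
$$|\det T|^2=|\det(c+is)|^2\le|\det(d+is)|^2\le\det(d^2+s^2)=\det(q-1)\le|\det T'| .\qquad\square$$

## 9. From compressed unitaries to principal minors by the Cayley transform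

Fix $I\subset[n]$ and let $\epsilon$ be the diagonal matrix with $-1$ on $I$ and $+1$ on $I'=[n]\setminus I$. Write $M_\epsilon=\epsilon M\epsilon$. For Hermitian $f$ with $\bar f=-f$ put
$$K=\tanh(f/2),\qquad\Phi_f=2\arctan K,\qquad F_f=\tfrac12\big(e^{-i\Phi_f}+\epsilon\,e^{i\Phi_f}\epsilon\big).$$
Then $e^f=(1+K)(1-K)^{-1}$ and $e^{i\Phi_f}=(1+iK)(1-iK)^{-1}$. Since $\|K\|<1$, $\Phi_f$ has spectrum in $(-\frac\pi2,\frac\pi2)$, and
$$\cos\Phi_f=\frac{1-K^2}{1+K^2}=\frac1{\cosh f}.\tag{13}$$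

**Lemma 8.** $\displaystyle|\det F_f|=\frac{(\det(e^f)_I)^2}{\det\cosh f}.$

*Proof.* **Step 1. Express the squared minor as the determinant of an average.** Let $Y=e^f$. Then $\bar Y=Y^{-1}$, and $\det Y=\det\bar Y=1/\det Y$ with $\det Y>0$ gives $\det Y=1$. By Jacobi's identity, $\det Y_{I'}=\det Y\det(Y^{-1})_I=\det\bar Y_I=\det Y_I$. In $\frac12(Y+Y_\epsilon)$ the blocks between $I$ and $I'$ cancel, so $\det\frac12(Y+Y_\epsilon)=\det Y_I\det Y_{I'}=(\det Y_I)^2$.

**Step 2. Show that the hyperbolic and the trigonometric average share a factor.** For $1-L_1$ and $1-L_2$ invertible,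
$$(1+L_1)(1-L_1)^{-1}+(1+L_2)(1-L_2)^{-1}=2(1-L_1)^{-1}(1-L_1L_2)(1-L_2)^{-1},$$
because $(1+L_1)(1-L_2)+(1-L_1)(1+L_2)=2(1-L_1L_2)$. Taking $(L_1,L_2)=(K,K_\epsilon)$, and then $(L_1,L_2)=(-iK,iK_\epsilon)$, for which $L_1L_2=KK_\epsilon$ again,
$$\tfrac12(Y+Y_\epsilon)=(1-K)^{-1}(1-KK_\epsilon)(1-K_\epsilon)^{-1},\qquad F_f=(1+iK)^{-1}(1-KK_\epsilon)(1-iK_\epsilon)^{-1}.$$

**Step 3. Compare determinants.** Since $\bar K=-K$, $\det(1+K)=\overline{\det(1-K)}=\det(1-K)$, so $\det(1-K)\det(1-K_\epsilon)=\det(1-K)^2=\det(1-K^2)$. Also $|\det(1+iK)|\,|\det(1-iK_\epsilon)|=\det(1+K^2)$. Hence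
$$|\det F_f|=\frac{|\det(1-KK_\epsilon)|}{\det(1+K^2)}=(\det Y_I)^2\,\frac{\det(1-K^2)}{\det(1+K^2)},$$
and (13) finishes the proof. $\square$

*Proof of Proposition 6.* **Step 1. Apply Lemma 8 twice.** Both $f=h$ and $f=\vartheta(h)$ are Hermitian and change sign under conjugation. As $\cosh\vartheta(h)=\cosh^2h$,
$$|\det F_h|=\frac{(\det Q_I)^2}{\det\cosh h},\qquad|\det F_{\vartheta(h)}|=\frac{(\det(N_h)_I)^2}{(\det\cosh h)^2}.\tag{14}$$

**Step 2. Identify the angle of $\vartheta(h)$.** By (13), $\cos\Phi_{\vartheta(h)}=(\cosh^2h)^{-1}=\cos^2\Phi_h$. Both $\Phi_{\vartheta(h)}$ and $\Phi_h$ are odd increasing functions of $h$ with values in $(-\frac\pi2,\frac\pi2)$, so their sines have the same sign on each eigenvector. Since $1-\cos^4=\sin^2(1+\cos^2)$,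
$$e^{i\Phi_{\vartheta(h)}}=\cos^2\Phi_h+i\sin\Phi_h\sqrt{1+\cos^2\Phi_h}\,.$$

**Step 3. Recognize Proposition 7.** On $\mathcal H=\mathbb C^n\oplus\mathbb C^n$ let $\mathcal P=(-\Phi_h)\oplus\Phi_h$ and $J=\frac1{\sqrt2}\binom1\epsilon$, which is an isometry because $\epsilon^2=1$. Then $J^\dagger e^{i\mathcal P}J=\frac12(e^{-i\Phi_h}+\epsilon e^{i\Phi_h}\epsilon)=F_h$, so $T=F_h$. By Step 2, $C^2+iS\eta=e^{-i\Phi_{\vartheta(h)}}\oplus e^{i\Phi_{\vartheta(h)}}$, so $T'=F_{\vartheta(h)}$. Proposition 7 gives $|\det F_{\vartheta(h)}|\ge|\det F_h|^2$. Inserting (14), the powers of $\det\cosh h$ cancel and $(\det(N_h)_I)^2\ge(\det Q_I)^4$. Both minors are positive, so $\det(N_h)_I\ge(\det Q_I)^2$. $\square$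

## 10. Assembling the bound $\zeta_2\le\prod_m(1-\lambda_m^2+\lambda_m^4)$

*Proof of Theorem 2.* By the reduction in Section 2 we may assume all $\lambda_m<1$. By Lemma 5 and Proposition 6,
$$\mathcal Z\le2^n\sum_I\alpha^{n-|I|}\beta^{|I|}\det(N_h)_I=2^n\det(\alpha+\beta N_h)=4^\ell\prod_m(\alpha+\beta e^{\theta_m})(\alpha+\beta e^{-\theta_m}).$$
Each factor is $\alpha^2+\beta^2+2\alpha\beta\cosh\theta_m=\frac34+\frac14\cosh^2x_m$, so $\mathcal Z\le\prod_m(3+\cosh^2x_m)$, which is (11). With (10),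
$$\zeta_2\le\prod_m\frac{(1-\lambda_m^2)^2}4\Big[3+\Big(\frac{1+\lambda_m^2}{1-\lambda_m^2}\Big)^2\Big]=\prod_m\frac{3(1-\lambda_m^2)^2+(1+\lambda_m^2)^2}4=\prod_m(1-\lambda_m^2+\lambda_m^4).\qquad\square$$

As shown after Theorem 2, this gives $(\ast)$ for all $\ell$, all $N\ge2\ell$ and every pure fermionic Gaussian state.

## 11. All bipartitions, the range of $M_2^{\mathrm{FNL}}$, sharpness of Proposition 3, mixed states

**(a) All bipartitions.** *For every pure Gaussian state and every bipartition of the Majoranas into two even sets $A|B$, with no size restriction, $M_2(|\Psi\rangle)\ge\sum_m-\log_2(1-\lambda_m^2+\lambda_m^4)$ with $\lambda_m$ computed from $\Gamma_A$.* So $M_2$ is at least the maximum of the right side over all such bipartitions.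

*Proof.* The sum $2^{-N}\sum_S(\det\Gamma_S)^2$ is invariant under relabeling Majoranas, so the Jordan–Wigner order plays no role, and for $|A|\le|B|$ this is Theorem 2. Let $|A|>|B|$. By (6), $1+\Gamma_A^2=CC^T$ and $1+\Gamma_B^2=C^TC$. These have the same nonzero eigenvalues with multiplicity, so the $\lambda$'s of $A$ and $B$ agree up to entries equal to $1$. Those contribute the factor $1-1+1=1$. Apply Theorem 2 to $B$. $\square$

The bound also holds along the orbit of all $O_A\in O(|A|)$, $O_B\in O(|B|)$, since improper rotations preserve $\Gamma^2=-1$ and the $\lambda_m$ as well.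

**(b) Range and zero set.** *For $N\ge2\ell$, $0\le M_2^{\mathrm{FNL}}\le\ell\log_2\frac43$. The upper value is attained iff all $\lambda_m^2=\frac12$, and $M_2^{\mathrm{FNL}}=0$ iff all $\lambda_m\in\{0,1\}$. $M_2^{\mathrm{FNL}}$ is additive under tensor products of bipartite Gaussian states.*

*Proof.* $1-\lambda^2+\lambda^4=\frac34+(\lambda^2-\frac12)^2$ lies in $[\frac34,1]$ for $\lambda\in[0,1]$, with the value $\frac34$ iff $\lambda^2=\frac12$ and the value $1$ iff $\lambda\in\{0,1\}$. Use $(\ast)$. Under tensor products the lists of $\lambda$'s are concatenated, so the sum in $(\ast)$ is additive. $\square$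

**(c) Proposition 3 is sharp.** *For every $k$-dimensional $W\subset\mathbb C^m$ with orthogonal projection $\Pi$,*
$$\max_{O\in SO(m)}\sum_R|\psi^{OW}_R|^4=2^{-k}\det(1+\Pi\bar\Pi).$$

*Proof.* With $\Pi=UU^\dagger$ and $\bar\Pi=\bar UU^T$, $\det(1+\Pi\bar\Pi)=\det(1+U^\dagger\bar U\,U^TU)=\det(1+S_W^\dagger S_W)=D(W)$, which is $O(m)$-invariant. So "$\le$" is Proposition 3. For equality take a Takagi basis $v_i=a_i+ib_i$ with $a_i,b_i$ real, $v_i^\dagger v_j=\delta_{ij}$, $v_i^Tv_j=t_i\delta_{ij}$. Adding and subtracting real parts gives $a_i\cdot a_j=\frac{1+t_i}2\delta_{ij}$ and $b_i\cdot b_j=\frac{1-t_i}2\delta_{ij}$. The imaginary parts give $a_i\cdot b_j-b_i\cdot a_j=0$ and $a_i\cdot b_j+b_i\cdot a_j=0$, so $a_i\cdot b_j=0$. Rotate the nonzero ones among these orthogonal vectors onto coordinate axes; a residual sign does not affect $|\psi_R|$, so $SO(m)$ suffices. A minor is now nonzero only if $R$ contains exactly one axis for each $i$, and the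 sum becomes
$$\prod_i\Big[\Big(\frac{1+t_i}2\Big)^2+\Big(\frac{1-t_i}2\Big)^2\Big]=\prod_i\frac{1+t_i^2}2=2^{-k}D(W).\qquad\square$$

**(d) Mixed Gaussian states.** *For every real antisymmetric $X$ of size $2\ell$ with eigenvalues $\pm i\lambda_m$, $\lambda_m\in[0,1]$,*
$$\sum_S\mathrm{Pf}(X_S)^4\le\prod_m(1+\lambda_m^4),$$
*with equality for block-diagonal $X$.* So, by Wick's theorem, the canonical form also maximizes $\sum_S|\mathrm{tr}(\rho\gamma_S)|^4$ over the $SO(2\ell)$-orbit of any mixed Gaussian $\rho$.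

*Proof.* By continuity let $\lambda_m<1$, and define $P,Q,h,N_h$ from $X$ as before. Put $p(I)=\det Q_I/\det(1+Q)$ for $I\subset[2\ell]$. Since $\sum_I\det Q_I\prod_{i\in I}d_i=\det(1+DQ)$ for diagonal $D$, taking $D=1-2D_S$ and using $Q(1+Q)^{-1}=\frac12(1+iX)=P$,
$$\sum_Ip(I)(-1)^{|I\cap S|}=\det\big(1-2D_SQ(1+Q)^{-1}\big)=\det(1-2P_S)=\det(-iX_S).$$
As in Lemma 1, Parseval gives $\sum_S(\det X_S)^2=4^\ell\sum_Ip(I)^2$. With Proposition 6,
$$\sum_S\mathrm{Pf}(X_S)^4=4^\ell\,\frac{\sum_I(\det Q_I)^2}{\det(1+Q)^2}\le4^\ell\,\frac{\det(1+N_h)}{\det(1+Q)^2}=\prod_m\frac{4\cdot2(1+\cosh^2x_m)}{4(1+\cosh x_m)^2}=\prod_m\frac{2(1+\cosh^2x_m)}{(1+\cosh x_m)^2}.$$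
Since $1+\cosh x_m=\frac2{1-\lambda_m^2}$ and $1+\cosh^2x_m=\frac{2(1+\lambda_m^4)}{(1-\lambda_m^2)^2}$, each factor is $1+\lambda_m^4$. For $X=\bigoplus_m(\pm\lambda_m\Omega)$ the left side factorizes, and each block contributes $1+\lambda_m^4$ from its two even subsets. $\square$
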